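\title{The optimal rate of quantum state tomography with Pauli and block-separable measurements}

\begin{abstract}
We prove that learning an unknown $N$-qubit state to trace-norm accuracy $\varepsilon\le 10^{-7}$ with adaptively chosen single-copy Pauli measurements requires at least $10^{-9}\cdot 10^N/\varepsilon^2$ copies. This matches the known upper bound and proves a conjecture of Acharya, Dharmavarapu, Liu and Yu. The same bound holds for all adaptive measurements that are separable across the qubits. More generally, for measurements that are separable across blocks of dimensions $D_1,\dots,D_m$, the optimal rate is $\Theta(\Gamma/\varepsilon^2)$ with $\Gamma=\prod_i(D_i^3+D_i^2-D_i)$, uniformly in the partition; this interpolates between $10^N$ and $8^N$. The proof uses a perturbation of the maximally mixed state by a randomly signed, weighted sum of Pauli strings. The weights make every allowed measurement reveal the same amount of information, and a moment recursion bounds the operator norm of the perturbation by an absolute constant.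
\end{abstract}

\section{The problem and the results}\label{sec:intro}

Let $N\ge1$ and $d=2^N$. An $N$-qubit state is a positive semidefinite matrix $\rho\in\mathbb{C}^{d\times d}$ of trace one. In quantum state tomography one is given $n$ copies of an unknown state $\rho$ and must output a matrix $\hat\rho$ with $\|\hat\rho-\rho\|_1<\varepsilon$, where $\|A\|_1=\operatorname{tr}(A^*A)^{1/2}$ is the trace norm. By the duality $|\operatorname{tr}(EA)|\le\|E\|\,\|A\|_1$, with $\|\cdot\|$ the operator norm, such an estimate predicts the probability of every outcome of every measurement on $\rho$ to within $\varepsilon$.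

A \emph{measurement} (POVM) is a finite family $(E_x)$ of positive semidefinite matrices with $\sum_xE_x=I$; applied to $\rho$ it returns $x$ with probability $\operatorname{tr}(E_x\rho)$. A \emph{protocol} on $n$ copies with measurements from a class $\mathcal{M}$ runs as follows. At step $j=1,\dots,n$ it chooses a POVM in $\mathcal{M}$ as a function of the previous outcomes and of internal randomness, and applies it to a fresh copy of $\rho$. The output $\hat\rho$ is a function of the transcript of outcomes and of the randomness; it need not be a state. Protocols are thus single-copy, adaptive and randomized. A protocol is \emph{non-adaptive} if its measurements do not depend on previous outcomes.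

A \emph{Pauli measurement} measures each qubit $i$ in the eigenbasis of a Pauli matrix $\sigma_i\in\{\sigma_X,\sigma_Y,\sigma_Z\}$; its $2^N$ elements are the projectors $\bigotimes_i\frac12(I\pm\sigma_i)$. Let $n^*(N,\varepsilon)$ be the least $n$ for which some protocol with Pauli measurements achieves $\Pr[\|\hat\rho-\rho\|_1<\varepsilon]\ge0.99$ for every $N$-qubit state $\rho$. The symbols $O,\Omega,\Theta$ hide absolute constants. The following bounds are known.
\begin{itemize}
\item[(i)] With Pauli measurements, $O(10^N\log(1/\delta)/\varepsilon^2)$ copies suffice for success probability $1-\delta$.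
\item[(ii)] With Pauli measurements, even adaptive ones, $\Omega(9.118^N/\varepsilon^2)$ copies are necessary.
\item[(iii)] General single-copy measurements (for example SIC-POVMs or maximal sets of mutually unbiased bases) achieve $\Theta(8^N/\varepsilon^2)$, which is optimal for single-copy measurements.
\end{itemize}
So the restriction to Pauli measurements costs an exponential factor, and the question is which one. The conjecture posed in \cite{ADLY} is that (i) is tight: there are absolute constants $c,\varepsilon_0>0$ with $n^*(N,\varepsilon)\ge c\,10^N/\varepsilon^2$ for all $N\ge1$ and $0<\varepsilon\le\varepsilon_0$. We prove it. Call a matrix \emph{fully separable} if it is a sum of positive multiples of projectors onto product vectors $\xi_1\otimes\dots\otimes\xi_N$, $\xi_i\in\mathbb{C}^2$.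

\begin{theorem}\label{thm:pauli}
Let $c=10^{-9}$ and $\varepsilon_0=10^{-7}$. For all $N\ge1$ and $0<\varepsilon\le\varepsilon_0$, every protocol with Pauli measurements on $n$ copies that achieves $\Pr[\|\hat\rho-\rho\|_1<\varepsilon]\ge0.99$ for all $N$-qubit states $\rho$ satisfies
\[
n\ \ge\ c\,10^N/\varepsilon^2 .
\]
The same holds for protocols whose measurements are arbitrary POVMs with fully separable elements. Consequently $n^*(N,\varepsilon)=\Theta(10^N/\varepsilon^2)$ for $0<\varepsilon\le\varepsilon_0$.
\end{theorem}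

The numbers $10^N$ and $8^N$ are two ends of one formula. Partition the qubits into blocks of $k_1,\dots,k_m$ qubits, let $D_i=2^{k_i}$, and put
\[
\Gamma=\prod_{i=1}^m\Gamma_i,\qquad \Gamma_i=D_i^3+D_i^2-D_i .
\]
A POVM is \emph{block-separable} if its elements are sums of positive multiples of projectors onto vectors $\xi_1\otimes\dots\otimes\xi_m$, $\xi_i\in\mathbb{C}^{D_i}$. Entanglement inside a block is allowed. So are local operations and classical communication (LOCC) between blocks: with finitely many rounds and outcomes, each element of such a measurement is a sum of tensor products of positive semidefinite matrices on the blocks, and the spectral theorem splits these into product projectors.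

\begin{theorem}\label{thm:blocks}
\begin{itemize}
\item[(a)] For every $\gamma\in(0,\frac12]$ there are $c_\gamma,\varepsilon_\gamma>0$, depending only on $\gamma$, such that for all $N$, all partitions and all $0<\varepsilon\le\varepsilon_\gamma$, every protocol with block-separable measurements on $n$ copies that achieves $\Pr[\|\hat\rho-\rho\|_1<\varepsilon]\ge\frac12+\gamma$ for all $\rho$ satisfies $n\ge c_\gamma\Gamma/\varepsilon^2$.
\item[(b)] For success probability at least $0.99$, $n=\lceil100\,\Gamma/\varepsilon^2\rceil$ copies suffice, with one fixed, non-adaptive measurement that is a product across the blocks.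
\end{itemize}
\end{theorem}

The optimal rate is therefore $\Theta(\Gamma/\varepsilon^2)$, uniformly in the partition. For blocks of size one, $\Gamma=10^N$, and Pauli measurements are optimal up to a constant among all adaptive single-copy separable measurements. For one block, every POVM is block-separable by the spectral theorem, and $\Gamma=8^N+4^N-2^N=\Theta(8^N)$ recovers (iii). For blocks of a fixed size $k\mid N$ we get $\Gamma=(8^k+4^k-2^k)^{N/k}$; already for $k=2$ this is $76^{N/2}<8.72^N$, so Theorem~\ref{thm:pauli} fails if entanglement between pairs of qubits is allowed.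

We prove the upper bound first (Section~\ref{sec:upper}), because it shows where $\Gamma$ comes from. Section~\ref{sec:idea} works the lower bound on one qubit and isolates the two ingredients needed in general: an information identity (Section~\ref{sec:weights}) and a norm bound for a random matrix (Section~\ref{sec:norm}). Section~\ref{sec:lower} combines them.

\section{Pauli strings and rank-one measurements}\label{sec:prelim}

The letters $P,Q,R$ denote Pauli strings, that is, elements of $\{I,\sigma_X,\sigma_Y,\sigma_Z\}^{\otimes N}$. The weight $w(P)$ is the number of factors different from $I$, and $P_i$ is the restriction of $P$ to block $i$. Let $\tau(A)=\operatorname{tr}(A)/d$. Each $P$ is Hermitian with $P^2=I$, and $\tau(PQ)=\delta_{PQ}$, so the $d^2$ strings form a basis: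
\[
A=\sum_QA_QQ,\qquad A_Q=\tau(QA),\qquad \tau(AB)=\sum_QA_QB_Q .
\]
Two strings commute or anticommute, $PQ=\chi(P,Q)\,QP$ with $\chi(P,Q)=\pm1$, and $\chi$ is multiplicative over qubits, hence over blocks. We use three facts about the Pauli strings on $k$ qubits, $D=2^k$. On one qubit, a given $\sigma\ne I$ commutes with $I,\sigma$ and anticommutes with the two other Pauli matrices; by multiplicativity
\begin{equation}\label{eq:chi}
\sum_{P}\chi(P,Q)=0\qquad(Q\ne I).
\end{equation}
Since $RQR=\chi(R,Q)Q$, this gives the twirling formula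
\begin{equation}\label{eq:twirl}
D^{-2}\sum_RRBR=D^{-1}\operatorname{tr}(B)\,I .
\end{equation}
Finally, if $\psi$ is a rank-one projector, then $D^{-1}=D^{-1}\operatorname{tr}\psi^2=\sum_P(\operatorname{tr}(\psi P)/D)^2$, and the term $P=I$ has $\operatorname{tr}\psi=1$, so
\begin{equation}\label{eq:pure}
\sum_{P\ne I}\operatorname{tr}(\psi P)^2=D-1 .
\end{equation}
For one qubit, \eqref{eq:pure} says that the Bloch vector $u$ in $\psi=\frac12(I+u\cdot\sigma)$ has unit length, where $u\cdot\sigma=u_X\sigma_X+u_Y\sigma_Y+u_Z\sigma_Z$.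

For lower bounds we may split each element of a block-separable POVM into its rank-one product terms and treat these as separate outcomes. The original outcome is a function of the refined one, so the refined protocol can simulate the original. We therefore assume that every POVM has the form
\begin{equation}\label{eq:rankone}
E_x=\lambda_x\psi_x,\qquad\lambda_x>0,\qquad\psi_x=\bigotimes_{i=1}^m\psi_x^{(i)},\qquad\sum_x\frac{\lambda_x}{d}=1,
\end{equation}
with $\psi_x^{(i)}$ a rank-one projector on block $i$; the last identity is the trace of $\sum_xE_x=I$. Pauli measurements are of this form with blocks of size one and $\lambda_x=1$.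

\section{The upper bound}\label{sec:upper}

Consider first qubits measured in uniformly random Pauli bases. The basis agrees with a given string $P$ on its support with probability $3^{-w(P)}$, and in that case the product of the $\pm1$ outcomes on the support has mean $\operatorname{tr}(\rho P)$. Multiplying this product by $3^{w(P)}$, and using $0$ when the basis disagrees, gives an unbiased estimate of $\operatorname{tr}(\rho P)$ with second moment $3^{w(P)}$. For Hermitian $A$, the Cauchy--Schwarz inequality for the eigenvalues gives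
\begin{equation}\label{eq:l1l2}
\|A\|_1^2\le d\operatorname{tr}A^2=\sum_P\operatorname{tr}(AP)^2 .
\end{equation}
Averaging over $n$ copies thus gives mean squared error at most $\frac1n\sum_P3^{w(P)}=\frac1n(1+3\cdot3)^N=10^N/n$. This is the source of the number $10^N$.

On a block of dimension $D$ the three Pauli bases are replaced by $D+1$ \emph{mutually unbiased bases}: orthonormal bases of $\mathbb{C}^D$ whose projectors satisfy $\operatorname{tr}(\psi\psi')=1/D$ whenever $\psi,\psi'$ belong to different bases. They exist for $D=2^k$ \cite{WF}. For $D=2$ the Pauli eigenbases are an example, since $\operatorname{tr}\big(\frac12(I\pm\sigma)\frac12(I\pm\sigma')\big)=\frac12$ for $\sigma\ne\sigma'$. Measuring in a uniformly random basis is the POVM with the $D(D+1)$ elements $\psi_x/(D+1)$. These vectors form a 2-design \cite{KR}, that is, $\sum_x\psi_x\otimes\psi_x=I+\mathrm{SWAP}$. We need this in the following equivalent form, whose proof is short.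

\begin{lemma}\label{lem:mub}
Let $\mathcal{F}(A)=\frac1{D+1}\sum_x\operatorname{tr}(\psi_xA)\psi_x$, the sum running over $D+1$ mutually unbiased bases of $\mathbb{C}^D$. Then $\mathcal{F}(A)=\frac{A+\operatorname{tr}(A)I}{D+1}$ and $\mathcal{F}^{-1}(A)=(D+1)A-\operatorname{tr}(A)I$.
\end{lemma}

\begin{proof}
For a basis $B$, the map $\Pi_B(A)=\sum_{x\in B}\operatorname{tr}(\psi_xA)\psi_x$ is the Hilbert--Schmidt orthogonal projection onto $\mathbb{C}I\oplus V_B$, where $V_B$ is the $(D-1)$-dimensional span of the traceless matrices $\psi_x-I/D$, $x\in B$. For $x,y$ in different bases, $\operatorname{tr}\big((\psi_x-I/D)(\psi_y-I/D)\big)=\frac1D-\frac2D+\frac1D=0$. So the spaces $V_B$ are mutually orthogonal, their dimensions add up to $D^2-1$, and they span the traceless matrices. Hence $\sum_B\Pi_B$ is the identity on traceless matrices and sends $I$ to $(D+1)I$, which is the formula for $\mathcal{F}$. The two maps in the statement multiply traceless matrices by $\frac1{D+1}$ and $D+1$, and both fix $I$.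
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:blocks}(b)]
Measure every copy with the tensor product of these POVMs over the blocks. For an outcome $x=(x_1,\dots,x_m)$ put
\[
W=\bigotimes_i\mathcal{F}_i^{-1}(\psi_{x_i})=\bigotimes_i\big((D_i+1)\psi_{x_i}-I\big).
\]
The outcome $x$ has probability $\prod_i(D_i+1)^{-1}\operatorname{tr}\big(\rho\bigotimes_i\psi_{x_i}\big)$, so $\mathbb{E}\bigotimes_i\psi_{x_i}=(\bigotimes_i\mathcal{F}_i)(\rho)$ and $\mathbb{E}W=\rho$. For every outcome,
\[
\operatorname{tr}W^2=\prod_i\big((D_i+1)^2-2(D_i+1)+D_i\big)=\prod_i(D_i^2+D_i-1)=\Gamma/d .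
\]
Let $\hat\rho$ be the average of the $n$ independent matrices $W$. By \eqref{eq:l1l2},
\[
\mathbb{E}\|\hat\rho-\rho\|_1^2\le d\,\mathbb{E}\operatorname{tr}(\hat\rho-\rho)^2=\frac dn\big(\mathbb{E}\operatorname{tr}W^2-\operatorname{tr}\rho^2\big)\le\frac\Gamma n,
\]
and Markov's inequality gives $\Pr[\|\hat\rho-\rho\|_1\ge\varepsilon]\le\Gamma/(n\varepsilon^2)\le0.01$.
\end{proof}

For blocks of size one this is a protocol with randomly chosen Pauli measurements, so $n^*(N,\varepsilon)\le\lceil100\cdot10^N/\varepsilon^2\rceil$. If the output must be a state, replace $\hat\rho$ by a state nearest to it in trace norm. That state is at least as close to $\hat\rho$ as $\rho$ is, so the error at most doubles, and $\lceil400\,\Gamma/\varepsilon^2\rceil$ copies suffice.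

Two things could make this bound loose. An adaptive protocol might spend its copies better than a random one, and \eqref{eq:l1l2} is tight only when all eigenvalues of $A$ have comparable size. The lower bound has to rule out both.

\section{The idea of the lower bound}\label{sec:idea}

We recall the tools. For laws $p,q$ on a finite set, with $q>0$, let $\mathrm{TV}(p,q)=\frac12\sum|p-q|$, $\mathrm{KL}(p\|q)=\sum p\ln(p/q)$ and $\chi^2(p\|q)=\sum(p-q)^2/q$. Then $|p(A)-q(A)|\le\mathrm{TV}$ for events $A$, and $|\mathbb{E}_pf-\mathbb{E}_qf|\le2\,\mathrm{TV}$ for $|f|\le1$. Pinsker's inequality states $\mathrm{TV}\le\sqrt{\mathrm{KL}/2}$, and $\ln y\le y-1$ gives $\mathrm{KL}\le\sum p^2/q-1=\chi^2$. For laws $\mathbb{P},\mathbb{Q}$ of a transcript $(x_1,\dots,x_n)$ the chain rule reads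
\begin{equation}\label{eq:chain}
\mathrm{KL}(\mathbb{P}\|\mathbb{Q})=\sum_{j=1}^n\mathbb{E}_{\mathbb{P}}\,\mathrm{KL}\big(\mathbb{P}(x_j\in\cdot\mid x_{<j})\,\big\|\,\mathbb{Q}(x_j\in\cdot\mid x_{<j})\big),
\end{equation}
where the past $x_{<j}$ is distributed according to the \emph{first} argument.

\subsection{One qubit}

Let $\eta=\sqrt3\,\varepsilon\le\frac12$ and consider the eight states $\rho_s=\frac12\big(I+\eta\,s\cdot\sigma/\sqrt3\big)$, $s\in\{\pm1\}^3$. Since $r\cdot\sigma$ has eigenvalues $\pm|r|$, distinct states satisfy $\|\rho_s-\rho_{s'}\|_1=\eta|s-s'|/\sqrt3\ge2\varepsilon$. Take a deterministic adaptive protocol that measures each copy in an arbitrary orthonormal basis and succeeds with probability $0.99$ on every state. Let $\mathbb{P}_s$ be its transcript law, and let $s^\ell$ be $s$ with the sign $s_\ell$ flipped. The event $\|\hat\rho-\rho_s\|_1<\varepsilon$ excludes $\|\hat\rho-\rho_{s^\ell}\|_1<\varepsilon$, so it has probability at least $0.99$ under $\mathbb{P}_s$ and at most $0.01$ under $\mathbb{P}_{s^\ell}$. Pinsker's inequality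 gives $\sum_{\ell}\mathrm{KL}(\mathbb{P}_s\|\mathbb{P}_{s^\ell})\ge3\cdot2\cdot0.98^2>5.76$.

A basis with Bloch vectors $\pm u$ has outcome probabilities $\frac12(1\pm\eta\,s\cdot u/\sqrt3)\ge\frac14$. Flipping $s_\ell$ changes each of them by $\eta|u_\ell|/\sqrt3$, so $\chi^2\le2\cdot4\cdot\eta^2u_\ell^2/3$. Summed over $\ell$ this is $8\eta^2|u|^2/3=8\eta^2/3$, \emph{whatever $u$ is}. The protocol chooses how the information is shared among the three signs, but not its total. By \eqref{eq:chain}, $8\eta^2n/3>5.76$, that is, $n>0.72/\varepsilon^2$.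

\subsection{Choosing the weights}

For $N$ qubits take weights $a_P\ge0$ with $\sum_Pa_P^2=1$ (it is convenient to include $P=I$ in the normalization), signs $s=(s_P)_{P\ne I}$, and
\begin{equation}\label{eq:family}
X_s=\sum_{P\ne I}a_Ps_PP,\qquad\rho_s=\frac1d(I+\eta X_s),\qquad v:=\tau(X_s^2)=1-a_I^2 .
\end{equation}
An outcome $\psi$ reveals information of order $\eta^2a_P^2\operatorname{tr}(\psi P)^2$ about $s_P$, and $s_P$ carries the share $a_P^2$ of $\tau(X_s^2)$. The weighted information per copy is thus of order $\eta^2\mathcal{I}(\psi)$, where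
\[
\mathcal{I}(\psi)=\sum_Pa_P^4\operatorname{tr}(\psi P)^2,
\]
and one expects $n\gtrsim1/(\eta^2\max_\psi\mathcal{I}(\psi))$, the maximum being over the allowed $\psi$. With uniform weights $a_P^2=4^{-N}$, \eqref{eq:pure} gives $\mathcal{I}(\psi)=16^{-N}2^N=8^{-N}$ for every pure state: this family cannot distinguish Pauli measurements from general ones. To find the best weights against Pauli measurements, average over $\psi$ whose factors are independent and uniform among the six Pauli eigenstates. The mean of $\operatorname{tr}(\psi P)^2$ is $3^{-w(P)}$, so by the Cauchy--Schwarz inequality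
\[
\max_\psi\mathcal{I}(\psi)\ \ge\ \sum_Pa_P^4\,3^{-w(P)}\ \ge\ \frac{\big(\sum_Pa_P^2\big)^2}{\sum_P3^{w(P)}}=10^{-N},
\]
with equality in the second step exactly for $a_P^2=3^{w(P)}/10^N$. The perturbation should be proportional, string by string, to the standard deviation of the estimator of Section~\ref{sec:upper}.

\subsection{What changes for large $N$}

With these weights three difficulties appear. First, flipping $s_P$ moves $\rho_s$ by only $2\eta a_P\le2\eta\,(0.3)^{N/2}$ in trace norm, so a successful estimate does not determine single signs. We replace exact recovery by the weighted correlation $\sum_Pa_P^2s_P\hat s_P=\tau(X_sX_{\hat s})$. Second, we need $\|X_s\|\le K$ with an absolute constant $K$, both to make $\rho_s$ a state and to convert trace-norm accuracy into correlation with $\eta$ of order $\varepsilon$. This is the flat-spectrum condition behind \eqref{eq:l1l2}. Third, the norm bound fails for some $s$: if all signs are $+1$, then $a_II+X_s=\bigotimes_i10^{-1/2}\big(I+\sqrt3(\sigma_X+\sigma_Y+\sigma_Z)\big)$ has norm $(4/\sqrt{10})^N$.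 So the family lives only on a large subset $G$ of the cube, and sign flips that leave $G$ must be accounted for.

\section{The block weights and the information identity}\label{sec:weights}

Fix a partition into blocks. In analogy with the factor $3$ for qubits, define
\begin{equation}\label{eq:weights}
a_P^2=\prod_{i=1}^mb_i(P_i),\qquad b_i(I)=\frac1{\Gamma_i},\qquad b_i(P_i)=\frac{D_i+1}{\Gamma_i}\quad(P_i\ne I).
\end{equation}
For blocks of size one this is $a_P^2=3^{w(P)}/10^N$.

\begin{lemma}\label{lem:info}
The weights \eqref{eq:weights} satisfy $\sum_Pa_P^2=1$ and $v=1-1/\Gamma\ge0.9$. For every $\psi=\bigotimes_i\psi^{(i)}$ with rank-one projectors $\psi^{(i)}$ on the blocks,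
\begin{equation}\label{eq:info}
\sum_Pa_P^4\operatorname{tr}(\psi P)^2=\frac1\Gamma .
\end{equation}
\end{lemma}

\begin{proof}
Both sums factorize over the blocks. A block has $D_i^2-1$ strings other than $I$, and $1+(D_i^2-1)(D_i+1)=\Gamma_i$; this gives the normalization. Also $a_I^2=1/\Gamma$ and $\Gamma_i\ge10$. In \eqref{eq:info}, by \eqref{eq:pure}, block $i$ contributes $\Gamma_i^{-2}\big(1+(D_i+1)^2(D_i-1)\big)=\Gamma_i^{-2}\big(1+(D_i+1)(D_i^2-1)\big)=\Gamma_i^{-1}$.
\end{proof}

This identity is the only place where separability is used, and it does fail without it. For two qubits in separate blocks, product states give $\mathcal{I}(\psi)=0.01$. The Bell state $(|00\rangle+|11\rangle)/\sqrt2$ has $\operatorname{tr}(\psi P)=\pm1$ for $P=I$ and $P=\sigma\otimes\sigma$, and $0$ for the other strings by \eqref{eq:pure}; it gives $\mathcal{I}(\psi)=(1+3\cdot81)/10^4=0.0244$. Entanglement moves the mass in \eqref{eq:pure} to the heavy strings.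

\section{A dimension-free bound on the operator norm}\label{sec:norm}

\begin{proposition}\label{prop:norm}
Let $a_P$ be the weights \eqref{eq:weights} for any $N\ge1$ and any partition. Let $X=\sum_Pa_Pg_PP$ with independent standard Gaussians $g_P$, and let $X_s$ be as in \eqref{eq:family} with independent uniform signs. Then $\mathbb{E}\|X\|\le\sqrt{1304}<36.12$ and $\mathbb{E}\|X_s\|\le46$.
\end{proposition}

We bound the moments $M_p=\mathbb{E}\,\tau(X^{2p})$; note $M_0=M_1=1$. Since $\|X\|^{2p}\le\operatorname{tr}X^{2p}$, Jensen's inequality gives $\mathbb{E}\|X\|\le(2^NM_p)^{1/2p}$, and the choice $p=N$ reduces the dimensional factor to $\sqrt2$. We need $M_N\le C^N$ with an absolute constant $C$.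

The normalization $\sum_Pa_P^2=1$ alone does not give this. By Wick's formula, $M_p$ is a sum over the $(2p-1)!!$ pairings of $2p$ positions, and each pairing contributes a weighted average of normalized traces of Pauli products, which has absolute value at most $1$. Hence $M_p\le(2p-1)!!\le(2p)^p$ and $\mathbb{E}\|X\|\le2\sqrt N$ for any weights. For the weights $a_P^2=2^{-N}$ on $\{I,\sigma_Z\}^{\otimes N}$ and $0$ elsewhere, this loss is real: $X$ is diagonal, its diagonal is the image of $g$ under an orthogonal Hadamard matrix, so $\|X\|$ is the maximum of $2^N$ independent $|N(0,1)|$ variables and $M_p=(2p-1)!!$. In Section~\ref{sec:lower} both $c_\gamma$ and $\varepsilon_\gamma$ are proportional to $K^{-2}$, so a factor $\sqrt N$ in the norm would cost a factor $N$ in each.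

The gain must come from anticommutation. It is visible in the fourth moment, where the two non-crossing pairings contribute $1$ each and the crossing one contributes $\sum_{P,Q}a_P^2a_Q^2\,\tau(PQPQ)=\sum_Qa_Q^2\varphi(Q)$, with
\[
\varphi(Q)=\sum_Pa_P^2\,\chi(P,Q).
\]
For the qubit weights, a qubit with $Q_i\neq I$ contributes $\frac{1+3-3-3}{10}=-\frac15$ to $\varphi(Q)$, so $M_2=2+\big(\frac1{10}-\frac9{10}\cdot\frac15\big)^N=2+(-0.08)^N$. This is close to the Catalan number $C_2=2$, not to the Gaussian value $3$. Recall that $C_0=1$, $C_p=\sum_{i+j=p-1}C_iC_j$ and $C_p=\frac1{p+1}\binom{2p}p\le4^p$. We show that $M_p$ obeys the Catalan recursion up to an error controlled by two quantities.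

Let $\|A\|_{r,\tau}=(\tau|A|^r)^{1/r}$ for $1\le r<\infty$ and $\|A\|_{\infty,\tau}=\|A\|$. These norms are unitarily invariant and satisfy H\"older's inequality: $\|A_1\cdots A_k\|_{r,\tau}\le\prod_i\|A_i\|_{r_i,\tau}$ if $\frac1r=\sum_i\frac1{r_i}\le1$, and $|\tau(AB)|\le\|A\|_{r,\tau}\|B\|_{r',\tau}$ if $\frac1r+\frac1{r'}=1$. Define the linear map $T(B)=\sum_Pa_P^2B_PP$.

\begin{lemma}\label{lem:recursion}
Let $a_P\ge0$ be any weights with $\sum_Pa_P^2=1$. Let $\Phi=\sum_Q|\varphi(Q)|$, and let $\Lambda$ satisfy $\|T(B)\|_{r,\tau}\le\Lambda\|B\|_{r,\tau}$ for all $B$ and all $r\in[1,\infty]$. Then for $p\ge2$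
\[
M_p\le\sum_{i+j=p-1}M_iM_j+\tfrac43p^3\,\Phi\Lambda\,M_{p-2}.
\]
\end{lemma}

\begin{proof}
\emph{Integration by parts.} For a polynomial $F$, $\mathbb{E}[g_PF(g)]=\mathbb{E}[\partial_PF(g)]$. Since $\partial_PX=a_PP$,
\[
M_p=\sum_Pa_P\,\mathbb{E}\big[g_P\,\tau(PX^{2p-1})\big]=\sum_{k+l=2p-2}\mathbb{E}\,\tau\Big(\sum_Pa_P^2\,PX^kP\,X^l\Big).
\]
The map $A\mapsto\sum_Pa_P^2PAP$ multiplies $Q$ by $\varphi(Q)$, so
\[
M_p=\sum_{k+l=2p-2}\ \sum_Q\varphi(Q)\,\mathbb{E}\big[(X^k)_Q(X^l)_Q\big].
\]
Write each expectation as a product of means plus a covariance.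

\emph{Means.} For any $R$, the matrix $RXR=\sum_Pa_P\chi(R,P)g_PP$ has the law of $X$. If $Q\ne I$, choose $R$ anticommuting with $Q$; then $\mathbb{E}(X^k)_Q=\mathbb{E}\,\tau(QRX^kR)=\mathbb{E}\,\tau(RQRX^k)=-\mathbb{E}(X^k)_Q$, so this mean is zero. For $Q=I$ we have $\varphi(I)=1$, and $\mathbb{E}\,\tau(X^k)=0$ for odd $k$ because $-X$ has the law of $X$. For $k=0$ or $l=0$ one factor is constant and the covariance vanishes. Hence
\begin{equation}\label{eq:exact}
M_p=\sum_{i+j=p-1}M_iM_j+\sum_{\substack{k+l=2p-2\\ k,l\ge1}}\ \sum_Q\varphi(Q)\operatorname{Cov}\big((X^k)_Q,(X^l)_Q\big).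
\end{equation}

\emph{Covariances.} We want a bound by the lower moment $M_{p-2}$, so we need a formula that removes one factor $X$ from each of $X^k$ and $X^l$. Let $g'$ be an independent copy of $g$ and $g^{(t)}=tg+\sqrt{1-t^2}\,g'$. For polynomials $F,H$,
\begin{equation}\label{eq:cov}
\operatorname{Cov}(F(g),H(g))=\int_0^1\mathbb{E}\sum_P\partial_PF(g)\,\partial_PH(g^{(t)})\,dt .
\end{equation}
It suffices to check this on multivariate Hermite polynomials, which satisfy $\mathbb{E}[h_\alpha(g)h_\beta(g^{(t)})]=\delta_{\alpha\beta}\,\alpha!\,t^{|\alpha|}$ and $\partial_Ph_\alpha=\alpha_Ph_{\alpha-e_P}$. For $\alpha\ne\beta$ or $\alpha=\beta=0$ both sides vanish; for $\alpha=\beta\ne0$ the integrand is $\sum_P\alpha_P^2(\alpha-e_P)!\,t^{|\alpha|-1}=|\alpha|\,\alpha!\,t^{|\alpha|-1}$, with integral $\alpha!=\operatorname{Var}h_\alpha(g)$.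

Let $X_t=\sum_Pa_Pg^{(t)}_PP$, which has the law of $X$. By cyclicity of the trace,
\[
\partial_P(X^k)_Q=a_P\sum_{\mu=0}^{k-1}\tau\big(QX^\mu PX^{k-1-\mu}\big)=a_P\sum_{\mu=0}^{k-1}(A_\mu)_P,\qquad A_\mu=X^{k-1-\mu}QX^\mu .
\]
With $B_\nu=X_t^{\,l-1-\nu}QX_t^{\,\nu}$ and $\sum_Pa_P^2A_PB_P=\tau(A\,T(B))$, formula \eqref{eq:cov} becomes
\[
\operatorname{Cov}\big((X^k)_Q,(X^l)_Q\big)=\int_0^1\sum_{\mu<k,\ \nu<l}\mathbb{E}\,\tau\big(A_\mu T(B_\nu)\big)\,dt .
\]
Let $h=k+l-2=2p-4$. If $h=0$, then $A_0=B_0=Q$ and $|\tau(QT(Q))|\le\Lambda=\Lambda M_0$. If $h>0$, put $\frac1r=\frac{k-1}h$ and $\frac1{r'}=\frac{l-1}h$, so that $\frac1r+\frac1{r'}=1$. Since $\|Q\|=1$, H\"older's inequality gives $\|A_\mu\|_{r,\tau}\le\|X\|_{h,\tau}^{k-1}$ and $\|B_\nu\|_{r',\tau}\le\|X_t\|_{h,\tau}^{l-1}$. H\"older's inequality for $\mathbb{E}$ with the same exponents then gives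
\[
\mathbb{E}\big|\tau(A_\mu T(B_\nu))\big|\le\Lambda\,\mathbb{E}\big[\|X\|_{h,\tau}^{k-1}\|X_t\|_{h,\tau}^{l-1}\big]\le\Lambda\,\mathbb{E}\|X\|_{h,\tau}^h=\Lambda M_{p-2},
\]
because $h$ is even. Each covariance in \eqref{eq:exact} is therefore at most $kl\,\Lambda M_{p-2}$ in absolute value, and $\sum_{k+l=2p-2}kl=\frac16\big((2p-2)^3-(2p-2)\big)\le\frac43p^3$.
\end{proof}

The number $\Phi$ measures how many strings nearly commute with a typical term of $X$, and $\Lambda$ measures how strongly the coefficients $(X^k)_Q$ fluctuate. In the diagonal example, $\varphi$ is the indicator of $\{I,\sigma_Z\}^{\otimes N}$ and $T$ is $2^{-N}$ times the projection onto diagonal matrices, so $\Phi\Lambda=2^N2^{-N}=1$ and the factor $p^3$ is not compensated. For our weights the product decays exponentially.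

\begin{lemma}\label{lem:product}
For the weights \eqref{eq:weights} one can choose $\Lambda$ so that $\Phi\Lambda\le0.8^N$.
\end{lemma}

\begin{proof}
The function $\varphi$ factorizes over blocks. A block with $Q_i=I$ contributes $1$. If $Q_i\ne I$, then $\sum_{P_i\ne I}\chi(P_i,Q_i)=-1$ by \eqref{eq:chi}, and the block contributes $\frac{1-(D_i+1)}{\Gamma_i}=-\frac1{D_i^2+D_i-1}$. So
\[
\Phi=\prod_i\Big(1+\frac{D_i^2-1}{D_i^2+D_i-1}\Big)=\prod_i\frac{2D_i^2+D_i-2}{D_i^2+D_i-1}.
\]
Let $\mathcal{E}_i(B)=D_i^{-1}\operatorname{tr}(B)I$ on block $i$. The map $(D_i+1)\,\mathrm{id}-D_i\mathcal{E}_i$ fixes $I$ and multiplies every other string by $D_i+1$, so $T=\bigotimes_i\Gamma_i^{-1}\big((D_i+1)\,\mathrm{id}-D_i\mathcal{E}_i\big)$. Expanding the product writes $T$ as a linear combination of the maps $\mathcal{E}_S$, $S\subseteq\{1,\dots,m\}$, that apply $\mathcal{E}_i$ on the blocks $i\in S$ and the identity elsewhere. By \eqref{eq:twirl}, $\mathcal{E}_S(B)$ is the average of $RBR$ over the strings $R$ supported on the blocks in $S$. An average of unitary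 conjugations is a contraction for every $\|\cdot\|_{r,\tau}$, so we may take for $\Lambda$ the sum of the absolute values of the coefficients, $\Lambda=\prod_i(2D_i+1)/\Gamma_i$. Thus $\Phi\Lambda=\prod_if(D_i)$ with
\[
f(D)=\frac{(2D+1)(2D^2+D-2)}{D(D^2+D-1)^2}=\frac{4D^3+4D^2-3D-2}{D(D^2+D-1)^2}.
\]
For a single qubit, $f(2)=\frac85\cdot\frac12=0.8$. Since $(D^2+D-1)^2=D^4+2D^3-D^2-2D+1$, the inequality $f(D)\le4/D^2$ is equivalent to $4D^3+4D^2-3D-2\le4D^3+8D^2-4D-8+4/D$, that is, to $4D^2-D-6+4/D\ge0$, which holds for $D\ge2$. For $k\ge2$ this gives $f(2^k)\le4^{1-k}\le2^{-k}\le0.8^k$. As $\sum_ik_i=N$, the claim follows.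
\end{proof}

\begin{proof}[Proof of Proposition~\ref{prop:norm}]
The function $x^3\,0.8^x$ is maximal at $x=3/\ln1.25$, with value $(3/(e\ln1.25))^3<121.1$. So $\theta:=\frac43N^30.8^N\le162$, and for $2\le p\le N$ the two lemmas give $M_p\le\sum_{i+j=p-1}M_iM_j+\theta M_{p-2}$. The sum has nonnegative terms, one of which is $M_{p-2}M_1=M_{p-2}$. Hence $M_p\le(1+\theta)\sum_{i+j=p-1}M_iM_j$. By induction from $M_0=M_1=1$ we get $M_p\le(1+\theta)^pC_p\le(163\cdot4)^p$ for $0\le p\le N$. Therefore $\mathbb{E}\|X\|\le(2^NM_N)^{1/2N}\le\sqrt{2\cdot163\cdot4}=\sqrt{1304}$.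

Let $X'=X-a_Ig_II$. It is the conditional expectation of $X$ given $(g_P)_{P\ne I}$, so $\mathbb{E}\|X'\|\le\mathbb{E}\|X\|$ by Jensen's inequality. Write $g_P=s_P|g_P|$ with uniform signs $s_P$ independent of the $|g_P|$, and recall $\mathbb{E}|g_P|=\sqrt{2/\pi}$. Then $\mathbb{E}[X'\mid s]=\sqrt{2/\pi}\,X_s$, and Jensen's inequality gives $\mathbb{E}\|X_s\|\le\sqrt{\pi/2}\cdot36.12<46$.
\end{proof}

\section{Proof of the lower bounds}\label{sec:lower}

\begin{proof}[Proof of Theorem~\ref{thm:blocks}(a)]
Fix $\gamma\in(0,\frac12]$ and set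
\[
K=\frac{184}\gamma,\qquad\varepsilon_\gamma=\frac\gamma{16K^2},\qquad c_\gamma=\frac{\gamma^4}{256K^2},\qquad\eta=\frac{8K\varepsilon}\gamma .
\]
Let $\varepsilon\le\varepsilon_\gamma$, so that $\eta K\le\frac12$. Take the weights \eqref{eq:weights}, let $s$ be uniform on $\{\pm1\}^{\{P\ne I\}}$, and write $\mathbf{E}$ for the average over $s$. Let $G=\{s:\|X_s\|\le K\}$. By Proposition~\ref{prop:norm} and Markov's inequality, $\beta:=\Pr(s\notin G)\le46/K=\gamma/4\le\frac18$. For $s\in G$ the matrix $\rho_s$ in \eqref{eq:family} has trace one and satisfies $\rho_s\ge I/(2d)$, so it is a state.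

\emph{Step 1: reduction to guessing signs.} Take a protocol as in the theorem, with measurements of the form \eqref{eq:rankone}. Its success probability, averaged over $s$ uniform in $G$, is at least $\frac12+\gamma$. Fix the internal randomness at a value for which this average, call it $\pi$, is still at least $\frac12+\gamma$. The protocol is now deterministic and has finitely many transcripts. For $s\in G$ let $\mathbb{P}_s,\mathbb{E}_s$ refer to the transcript law under $\rho_s$. From the transcript define $\hat s\in G$, by a fixed rule, as an element with $\|\hat\rho-\rho_{\hat s}\|_1<\varepsilon$ if there is one, and as a fixed element of $G$ otherwise. Put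
\[
J(s)=\mathbb{E}_s\,\tau(X_sX_{\hat s})=\sum_{P\ne I}a_P^2\,s_P\,\mathbb{E}_s\hat s_P\qquad(s\in G).
\]
We bound $\mathbf{E}[\mathbf{1}_GJ]$ from both sides.

\emph{Step 2: accuracy forces correlation.} If $\|\hat\rho-\rho_s\|_1<\varepsilon$, then $\hat s$ is chosen by the first rule and $\frac\eta d\|X_s-X_{\hat s}\|_1=\|\rho_s-\rho_{\hat s}\|_1<2\varepsilon$. By duality,
\[
\tau(X_sX_{\hat s})=v-\tau\big(X_s(X_s-X_{\hat s})\big)\ge v-\|X_s\|\,\frac{\|X_s-X_{\hat s}\|_1}d\ge v-\frac{2K\varepsilon}\eta=v-\frac\gamma4 .
\]
In every case $\tau(X_sX_{\hat s})=\sum_{P\ne I}a_P^2s_P\hat s_P\ge-v$. The average of $J$ over $G$ is thus at least $\pi(v-\frac\gamma4)-(1-\pi)v\ge2\gamma v-\frac\gamma4\ge1.55\gamma$, using $v\ge0.9$. This is where the success probability has to exceed $\frac12$. Hence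
\begin{equation}\label{eq:low}
\mathbf{E}[\mathbf{1}_GJ]\ge(1-\beta)\,1.55\gamma\ge\tfrac78\cdot1.55\gamma>1.3\gamma .
\end{equation}

\emph{Step 3: correlation requires information.} Let $s^P$ be $s$ with the sign $s_P$ flipped. We want to compare $\mathbb{P}_s$ with $\mathbb{P}_{s^P}$, which is defined only if $s^P\in G$. So we split
\[
\mathbf{E}[\mathbf{1}_GJ]=\sum_{P\ne I}a_P^2\,\mathbf{E}\big[\mathbf{1}_G(s)\mathbf{1}_G(s^P)s_P\mathbb{E}_s\hat s_P\big]+\sum_{P\ne I}a_P^2\,\mathbf{E}\big[\mathbf{1}_G(s)\mathbf{1}_{G^c}(s^P)s_P\mathbb{E}_s\hat s_P\big].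
\]
The map $s\mapsto s^P$ preserves the uniform law, so the second sum is at most $\sum_{P\ne I}a_P^2\Pr(s^P\notin G)=\beta v\le\gamma/4$. In the first sum, the same substitution fixes $\mathbf{1}_G(s)\mathbf{1}_G(s^P)$ and turns $s_P\mathbb{E}_s\hat s_P$ into $-s_P\mathbb{E}_{s^P}\hat s_P$. Averaging the two expressions and using $|\mathbb{E}_s\hat s_P-\mathbb{E}_{s^P}\hat s_P|\le2\,\mathrm{TV}\le2\sqrt{\mathrm{KL}/2}$,
\begin{align*}
\mathbf{E}\big[\mathbf{1}_G(s)\mathbf{1}_G(s^P)s_P\mathbb{E}_s\hat s_P\big]
&=\tfrac12\mathbf{E}\big[\mathbf{1}_G(s)\mathbf{1}_G(s^P)s_P(\mathbb{E}_s\hat s_P-\mathbb{E}_{s^P}\hat s_P)\big]\\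
&\le\mathbf{E}\Big[\mathbf{1}_G(s)\mathbf{1}_G(s^P)\sqrt{\tfrac12\mathrm{KL}(\mathbb{P}_s\|\mathbb{P}_{s^P})}\Big].
\end{align*}
The Cauchy--Schwarz inequality on pairs $(P,s)$, for the product of the weights $a_P^2$ (total mass $v\le1$) and the uniform law, gives
\begin{equation}\label{eq:up}
\mathbf{E}[\mathbf{1}_GJ]\le\Big(\tfrac12\mathbf{E}\Big[\mathbf{1}_G(s)\sum_{P\ne I}a_P^2\,\mathbf{1}_G(s^P)\,\mathrm{KL}(\mathbb{P}_s\|\mathbb{P}_{s^P})\Big]\Big)^{1/2}+\frac\gamma4 .
\end{equation}

\emph{Step 4: the information budget.} Let $s,s^P\in G$. Given the past $x_{<j}$, the POVM $(\lambda_x\psi_x)$ at step $j$ is determined and the copy is fresh, so the outcome has law $p_s(x)=\frac{\lambda_x}d\big(1+\eta\operatorname{tr}(\psi_xX_s)\big)$ under $\rho_s$, and $p_{s^P}$ under $\rho_{s^P}$. Since $\eta K\le\frac12$, we have $p_{s^P}(x)\ge\lambda_x/(2d)$; this and the positivity of $\rho_s$ are the two uses of $\varepsilon\le\varepsilon_\gamma$. From $X_s-X_{s^P}=2a_Ps_PP$ we get $|p_s(x)-p_{s^P}(x)|=\frac{\lambda_x}d\,2\eta a_P|\operatorname{tr}(\psi_xP)|$,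 and therefore
\[
\mathrm{KL}(p_s\|p_{s^P})\le\chi^2(p_s\|p_{s^P})\le8\eta^2a_P^2\sum_x\frac{\lambda_x}d\operatorname{tr}(\psi_xP)^2 .
\]
In the chain rule \eqref{eq:chain} for $\mathrm{KL}(\mathbb{P}_s\|\mathbb{P}_{s^P})$ the past has law $\mathbb{P}_s$, the same for all $P$. The sum over $P$ can thus be taken inside the expectation, where the POVM is fixed and Lemma~\ref{lem:info} applies to each $\psi_x$. For every $s\in G$,
\[
\sum_{P\ne I}a_P^2\,\mathbf{1}_G(s^P)\,\mathrm{KL}(\mathbb{P}_s\|\mathbb{P}_{s^P})\le\sum_{j=1}^n\mathbb{E}_s\Big[8\eta^2\sum_x\frac{\lambda_x}d\sum_Pa_P^4\operatorname{tr}(\psi_xP)^2\Big]=\frac{8\eta^2n}\Gamma .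
\]
As in the one-qubit case, the bracket does not depend on the measurement chosen, and adaptivity gains nothing.

\emph{Step 5: conclusion.} By \eqref{eq:low}, \eqref{eq:up} and Step 4, $1.3\gamma<2\eta\sqrt{n/\Gamma}+\gamma/4$. Hence $2\eta\sqrt{n/\Gamma}\ge\gamma$, that is,
\[
n\ge\frac{\gamma^2\,\Gamma}{4\eta^2}=\frac{\gamma^4}{256K^2}\cdot\frac\Gamma{\varepsilon^2}=c_\gamma\,\frac\Gamma{\varepsilon^2}.\qedhere
\]
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:pauli}]
Take blocks of size one, so that $\Gamma=10^N$ and the block-separable POVMs are those with fully separable elements; they include the Pauli measurements. The constants in the proof above are $c_\gamma=\gamma^6/(256\cdot184^2)$ and $\varepsilon_\gamma=\gamma^3/(16\cdot184^2)$, with $256\cdot184^2=8\,667\,136$ and $16\cdot184^2=541\,696$. For $\gamma=0.49$ we have $\gamma^3>0.1176$ and $\gamma^6>0.0138$, so $c_\gamma>1.5\cdot10^{-9}$ and $\varepsilon_\gamma>2\cdot10^{-7}$. This proves the lower bound with $c=10^{-9}$ and $\varepsilon_0=10^{-7}$. The matching upper bound on $n^*(N,\varepsilon)$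 is (i), or the bound $\lceil100\cdot10^N/\varepsilon^2\rceil$ from Section~\ref{sec:upper}.
\end{proof}

\begin{thebibliography}{9}

\bibitem{ADLY}
Jayadev Acharya, Abhilash Dharmavarapu, Yuhan Liu, Nengkun Yu,
\emph{Pauli measurements are not optimal for single-copy tomography},
arXiv:2502.18170 (2025).

\bibitem{KR}
Klappenecker and R\"otteler, ISIT 2005.

\bibitem{WF}
Wootters and Fields, Ann.\ Phys.\ (1989).

\end{thebibliography}
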